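\title{Kirkwood--Dirac positive states and chains of compact open subgroups}

\begin{abstract}
Let $G$ be a second countable locally compact abelian group. The Kirkwood--Dirac (KD) distribution represents a quantum state on $L^2(G)$ by a function on $G\times\widehat G$. We prove that every state with nonnegative KD distribution lies in the trace-norm closed convex hull of the pure such states if and only if the compact open subgroups of $G$ are totally ordered by inclusion. Sufficiency of this condition was conjectured by Spriet. When the compact open subgroups form a nonempty chain, every KD-positive state is a countable convex combination of the states attached to cosets of $J\times J^\perp$, with $J$ compact and open, and every self-adjoint Hilbert--Schmidt operator with nonnegative KD distribution is positive. The groups in question are described by a short list. The proof of sufficiency is an elimination of variables along the chain; the proof of necessity builds a separating functional from four incompatible marginals on $\mathbb Z/p\oplus\mathbb Z/q$.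
\end{abstract}

\section{Introduction}

\subsection{The question}

Throughout, $G$ is a second countable locally compact abelian (SCLCA) group, written additively, with Haar measure $\mu_G$. Its Pontryagin dual $\widehat G$ is the group of continuous homomorphisms $G\to\mathbb S^1$, written multiplicatively, and the Haar measure of $\widehat G$ is normalized so that the Fourier transform $\hat\varphi(\chi)=\int_G\varphi(y)\overline{\chi(y)}\,d\mu_G(y)$ is unitary from $L^2(G)$ onto $L^2(\widehat G)$. The \emph{phase space} is $\Omega=G\times\widehat G$ with the product measure $\mu$; its group law is written additively, $(x,\chi)+(s,\sigma)=(x+s,\chi\sigma)$. Inner products are linear in the second variable.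

The \emph{Kirkwood--Dirac distribution} of the rank-one operator $A=|\psi\rangle\langle\varphi|$, with $\psi,\varphi\in L^2(G)$, is the function
\begin{equation}\label{eq:KD}
\operatorname{KD}_A(x,\chi)=\psi(x)\,\overline{\hat\varphi(\chi)}\,\overline{\chi(x)}
\end{equation}
on $\Omega$. The map $A\mapsto\operatorname{KD}_A$ extends by linearity and continuity to a unitary map from the Hilbert--Schmidt (HS) operators on $L^2(G)$ onto $L^2(\Omega)$, so that $\operatorname{Tr}(A^*A')=\langle \operatorname{KD}_A,\operatorname{KD}_{A'}\rangle$. Formally $\operatorname{KD}_A(x,\chi)=\langle\chi|x\rangle\langle x|A|\chi\rangle$, where $|x\rangle$ and $|\chi\rangle$ are the position and Fourier bases and $\langle x|\chi\rangle=\chi(x)$.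

A \emph{state} is a positive trace-class operator of trace $1$. To see what $\operatorname{KD}_\rho$ measures, let $G$ be finite with counting measure. The dual measure is then $|G|^{-1}$ times counting measure, and \eqref{eq:KD} reads
\begin{equation}\label{eq:KDfinite}
\operatorname{KD}_A(x,\chi)=\overline{\chi(x)}\,(A\chi)(x).
\end{equation}
Summing over one variable gives
\[
\frac1{|G|}\sum_{\chi}\operatorname{KD}_\rho(x,\chi)=\langle\delta_x,\rho\,\delta_x\rangle,\qquad
\frac1{|G|}\sum_{x}\operatorname{KD}_\rho(x,\chi)=\Big\langle\frac{\chi}{\sqrt{|G|}},\rho\,\frac{\chi}{\sqrt{|G|}}\Big\rangle .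
\]
So $|G|^{-1}\operatorname{KD}_\rho$ is a complex function of total sum $1$ whose two marginals are the outcome distributions of a measurement in the position basis and of a measurement in the Fourier basis. When $\operatorname{KD}_\rho\ge0$, it is a joint probability distribution for the two measurements.

For general $G$, call a state $\rho$ \emph{KD-positive} if $\operatorname{KD}_\rho\ge0$ almost everywhere. Let $\mathcal E_+(G)$ be the set of KD-positive states and $\mathcal E_+^{\mathrm{pure}}(G)$ the subset of pure states $|\psi\rangle\langle\psi|$, $\|\psi\|=1$. The set $\mathcal E_+(G)$ is convex. It is closed in trace norm, because the trace norm dominates the HS norm and an $L^2$-limit of nonnegative functions is nonnegative. Hence $\mathcal E_+(G)$ contains $\overline{\operatorname{conv}}\,\mathcal E_+^{\mathrm{pure}}(G)$, the closed convex hull in trace norm, and the question is whether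
\begin{equation}\tag{$\ast$}\label{eq:star}
\mathcal E_+(G)=\overline{\operatorname{conv}}\,\mathcal E_+^{\mathrm{pure}}(G).
\end{equation}
Every state is a mixture of pure states, but nothing forces a KD-positive state to be a mixture of KD-positive pure states: negative or complex values of the components may cancel.

Let $\mathcal J=\mathcal J(G)$ be the set of compact open subgroups of $G$, and $G_0$ the identity component. The following facts are known.
\begin{itemize}
\item[(K1)] $\mathcal E_+(G)\neq\emptyset$ if and only if $\mathcal J\ne\emptyset$, and this holds if and only if $G_0$ is compact.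
\item[(K2)] Equality \eqref{eq:star} holds for every connected compact SCLCA group and for $\mathbb Z/p^k$ ($p$ prime, $k\ge1$), and fails for $\mathbb Z/2\times\mathbb Z/2$ and for $\mathbb Z/6$.
\end{itemize}
In a connected compact group $\mathcal J=\{G\}$, and the subgroups of $\mathbb Z/p^k$ form a chain, whereas $\mathbb Z/2\times\mathbb Z/2$ is the smallest group, and $\mathbb Z/6$ the smallest cyclic group, with two incomparable subgroups. It is conjectured in \cite{Spriet} that \eqref{eq:star} holds whenever $\mathcal J(G)$ is totally ordered by inclusion. We prove the conjecture and its converse. Of the known facts only (K1) is used in the proofs.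

\subsection{Results}

\begin{theorem}\label{thm:main}
Let $G$ be an SCLCA group. Then \eqref{eq:star} holds if and only if $\mathcal J(G)$ is totally ordered by inclusion.
\end{theorem}

If $\mathcal J=\emptyset$, both sides of \eqref{eq:star} are empty by (K1) and there is nothing to prove. Otherwise compact open subgroups supply pure KD-positive states. For $J\in\mathcal J$ let $J^\perp=\{\chi\in\widehat G:\chi|_J=1\}$ and
\[
L_J=J\times J^\perp\subset\Omega ,
\]
a compact open subgroup of $\Omega$. For each coset $c=(s,\sigma)+L_J$, the unit vector $\mu_G(J)^{-1/2}\sigma\,\mathbf 1_{s+J}$ defines a pure state $\Pi_c$ with $\operatorname{KD}_{\Pi_c}=\mathbf 1_c$ (Section~\ref{sec:tools}). We call $\Pi_c$ a \emph{coset state}.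

\begin{theorem}\label{thm:structure}
Let $\mathcal J(G)$ be nonempty and totally ordered.
\begin{itemize}
\item[(i)] Every self-adjoint Hilbert--Schmidt operator $A$ with $\operatorname{KD}_A\ge0$ almost everywhere is a positive operator.
\item[(ii)] Every $\rho\in\mathcal E_+(G)$ is a countable convex combination $\sum_ip_i\Pi_{c_i}$ of coset states, convergent in trace norm.
\item[(iii)] The extreme points of $\mathcal E_+(G)$ are exactly the coset states. In particular $\mathcal E_+^{\mathrm{pure}}(G)$ is exactly the set of coset states.
\end{itemize}
\end{theorem}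

The groups covered by the hypothesis can be listed. Here $\mathbb Z(p^\infty)=\mathbb Z[1/p]/\mathbb Z$ is discrete, and $\mathbb Z_p$, $\mathbb Q_p$ are the $p$-adic integers and numbers.

\begin{proposition}\label{prop:groups}
The set $\mathcal J(G)$ is nonempty and totally ordered if and only if $G_0$ is compact and, with $B=\bigcup\mathcal J(G)$, the group $B/G_0$ is topologically isomorphic to one of
\[
0,\qquad \mathbb Z/p^k,\qquad \mathbb Z_p,\qquad \mathbb Z(p^\infty),\qquad \mathbb Q_p\qquad(p\text{ prime},\ k\ge1).
\]
\end{proposition}

Thus \eqref{eq:star} holds exactly when $G$ has no compact open subgroup, or $G_0$ is compact and $B/G_0$ is in this list. For $G=\mathbb Z$ we have $\mathcal J=\{0\}$, the coset states are the position states, and Theorem~\ref{thm:structure} says that the KD-positive states are the diagonal density matrices. For connected compact $G$ they are the mixtures of characters. The group $\mathbb Q_p\times\mathbb Z^d\times(\mathbb S^1)^e$ has $B/G_0\cong\mathbb Q_p$ and satisfies \eqref{eq:star}; the group $\mathbb Z_2\times\mathbb Z_3$ does not, since $2\mathbb Z_2\times\mathbb Z_3$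 and $\mathbb Z_2\times3\mathbb Z_3$ are incomparable.

Both directions of Theorem~\ref{thm:main} are already visible on groups of order four, which we work out in Section~\ref{sec:finite} after setting up the phase-space calculus in Section~\ref{sec:tools}. Sections~\ref{sec:support} and~\ref{sec:chain} prove Theorem~\ref{thm:structure} and sufficiency, Section~\ref{sec:necessity} proves necessity, and Section~\ref{sec:groups} proves Proposition~\ref{prop:groups}.

\section{Calculus on phase space}\label{sec:tools}

\subsection{Subgroups and duality}

We use the following standard facts.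
\begin{itemize}
\item[(F1)] $G$ is the dual of $\widehat G$. For a closed subgroup $H$ one has $(H^\perp)^\perp=H$, $H^\perp\cong\widehat{G/H}$ and $\widehat G/H^\perp\cong\widehat H$. A locally compact abelian group is compact if and only if its dual is discrete. Hence $J\mapsto J^\perp$ is an inclusion-reversing bijection from $\mathcal J(G)$ onto $\mathcal J(\widehat G)$.
\item[(F2)] For $J\in\mathcal J$ and $\chi\in\widehat G$, the integral $\int_J\chi\,d\mu_G$ equals $\mu_G(J)$ if $\chi\in J^\perp$ and $0$ otherwise.
\item[(F3)] An open subgroup is closed, and in a second countable group it has countably many cosets. The set $\mathcal J$ is stable under $H\cap K$ and $H+K$. If $H\subset K$ in $\mathcal J$, then $K/H$ is compact and discrete, hence finite, and every subgroup between $H$ and $K$ belongs to $\mathcal J$.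
\item[(F4)] (Steinhaus) A closed subgroup of positive Haar measure is open.
\end{itemize}
Second countability also makes $L^2(G)$ separable and all Haar measures $\sigma$-finite, so that the theorems of Fubini and Tonelli apply.

\subsection{Kernels}

Let $A$ be an HS operator with kernel $A(x,y)\in L^2(G\times G)$. It is convenient to index the kernel by the starting point and the jump,
\[
f(x,u)=A(x,x+u).
\]
For $A=|\psi\rangle\langle\varphi|$ we have $\int A(x,y)\chi(y)\,dy=\psi(x)\overline{\hat\varphi(\chi)}$, so \eqref{eq:KD} gives
\begin{equation}\label{eq:kernel}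
\operatorname{KD}_A(x,\chi)=\overline{\chi(x)}\int_G A(x,y)\chi(y)\,dy=\int_G f(x,u)\chi(u)\,du ,
\end{equation}
and this holds for every HS operator as an $L^2$-Fourier transform in $u$. We also take the Fourier transform in $x$,
\[
g(\eta,u)=\int_G f(x,u)\overline{\eta(x)}\,dx .
\]
The shear $(x,u)\mapsto(x,x+u)$ preserves the measure and partial Fourier transforms are unitary, so
\[
U:\operatorname{KD}_A\mapsto g
\]
is a unitary map $L^2(\Omega)\to L^2(\widehat G\times G)$. It is the Fourier transform on the group $\Omega$, up to a sign in one variable, and it diagonalizes translations of $\Omega$.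

\subsection{Covariance and coset states}

For $z=(s,\sigma)\in\Omega$ define a unitary $W(z)$ on $L^2(G)$ and a translation $\tau_z$ on $L^2(\Omega)$ by
\[
(W(z)\varphi)(x)=\sigma(x)\varphi(x-s),\qquad(\tau_zQ)(x,\chi)=Q(x-s,\chi\sigma^{-1}).
\]

\begin{lemma}\label{lem:cov}
For every HS operator $A$ and $z=(s,\sigma)\in\Omega$ we have $\operatorname{KD}_{W(z)AW(z)^*}=\tau_z\operatorname{KD}_A$, and $U\tau_zU^{-1}$ is multiplication by $\overline{\eta(s)\sigma(u)}$.
\end{lemma}

\begin{proof}
The kernel of $W(z)AW(z)^*$ is $\sigma(x)A(x-s,y-s)\overline{\sigma(y)}$, so conjugation by $W(z)$ replaces $f(x,u)$ by $f(x-s,u)\overline{\sigma(u)}$. Inserting this in \eqref{eq:kernel} gives $\operatorname{KD}_A(x-s,\chi\sigma^{-1})$, and inserting it in the definition of $g$ gives $\overline{\eta(s)\sigma(u)}\,g(\eta,u)$.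
\end{proof}

Let $J\in\mathcal J$ and $\psi_J=\mu_G(J)^{-1/2}\mathbf 1_J$. By (F2), $\hat\psi_J=\mu_G(J)^{1/2}\mathbf 1_{J^\perp}$. Since $\chi(x)=1$ on $J\times J^\perp$, formula \eqref{eq:KD} shows that the KD distribution of $|\psi_J\rangle\langle\psi_J|$ is $\mathbf 1_{L_J}$. By Lemma~\ref{lem:cov} the pure state defined by $W(z)\psi_J$ has distribution $\mathbf 1_{z+L_J}$. As $\operatorname{KD}$ is injective, this state depends only on the coset $c=z+L_J$; it is the coset state $\Pi_c$. Unitarity of $\operatorname{KD}$ gives
\begin{equation}\label{eq:orth}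
\operatorname{Tr}(\Pi_c\Pi_{c'})=\mu(c\cap c').
\end{equation}
In particular $\mu(c)=1$, the indicators $\mathbf 1_c$ of the cosets of a fixed $L_J$ are orthonormal in $L^2(\Omega)$, and the corresponding unit vectors are orthonormal in $L^2(G)$. For $J=0$ in a discrete group the coset states are the position states; for $J=G$ in a compact group they are the characters.

\subsection{Real distributions}

Before positivity comes reality, and reality alone is a strong constraint on a self-adjoint operator.

\begin{lemma}\label{lem:real}
Let $A$ be a self-adjoint HS operator with $\operatorname{KD}_A$ real almost everywhere. Then $f(x,u)=f(x+u,u)$ for almost every $(x,u)$.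
\end{lemma}

\begin{proof}
Self-adjointness gives $f(x,u)=A(x,x+u)=\overline{A(x+u,x)}=\overline{f(x+u,-u)}$. By \eqref{eq:kernel}, the complex conjugate of $\operatorname{KD}_A$ corresponds to the function $\overline{f(x,-u)}$, so reality gives $\overline{f(x,-u)}=f(x,u)$ almost everywhere, and this remains true after the measure-preserving substitution $x\mapsto x+u$. Combining the two identities proves the lemma.
\end{proof}

Self-adjointness does not follow from $\operatorname{KD}_A\ge0$: on a finite group of order at least $2$, the operator $|\delta_0\rangle\langle\chi_0|$ is not self-adjoint and has distribution $|G|\,\mathbf 1_{\{(0,\chi_0)\}}$.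

\section{Finite groups: a path and a cycle}\label{sec:finite}

In this section $G$ is finite, with counting measure, and $\mathcal J$ is the set of all subgroups.

\subsection{Reformulation of the problem}

\begin{lemma}\label{lem:pure}
On a finite abelian group, the pure KD-positive states are exactly the coset states.
\end{lemma}

\begin{proof}
Let $\|\psi\|=1$ and $\psi(x)\overline{\hat\psi(\chi)}\,\overline{\chi(x)}\ge0$ for all $(x,\chi)$. Let $S$ and $S'$ be the supports of $\psi$ and $\hat\psi$. Replacing $\psi$ by $W(s,\sigma)\psi$ translates $S$ by $s$ and $S'$ by $\sigma$, preserves KD-positivity and permutes the coset states, so we may assume $0\in S$ and $1\in S'$. Let $\theta(x)$ and $\phi(\chi)$ in $\mathbb S^1$ be the phases of $\psi(x)$ and $\hat\psi(\chi)$ on $S$ and $S'$. Positivity means $\chi(x)=\theta(x)\overline{\phi(\chi)}$ on $S\times S'$. Taking $\chi=1$ gives $\theta(x)=\phi(1)$ for all $x\in S$; taking $x=0$ gives $\phi(\chi)=\theta(0)=\phi(1)$ for all $\chi\in S'$. Hence $\chi(x)=1$ on $S\times S'$, that is, $S'\subset J^\perp$ where $J$ is the subgroup generated by $S$. Since $\psi$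 is supported in $J$, its Fourier transform is invariant under translation by $J^\perp$. So $\hat\psi$ equals the nonzero constant $\hat\psi(1)$ on $J^\perp$ and vanishes elsewhere. It is a multiple of $\hat\psi_J$, and $\psi$ is a multiple of $\psi_J$.
\end{proof}

An $L_J$-invariant function $F=\sum_cF(c)\mathbf 1_c$ on $\Omega$ is the KD distribution of $\sum_cF(c)\Pi_c$. By Lemma~\ref{lem:pure}, equality \eqref{eq:star} therefore says: \emph{the distribution of every KD-positive state is a sum $\sum_JP_J$ of nonnegative $L_J$-invariant functions $P_J$.} (The coefficients add up to $1$ by taking the trace.)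

Without the sign condition such a decomposition always exists. Let $A$ be self-adjoint with real distribution $Q(x,\chi)=\sum_uf(x,u)\chi(u)$. By Lemma~\ref{lem:real}, $f(\cdot,u)$ is invariant under the cyclic group $\langle u\rangle$, and $\chi\mapsto\chi(u)$ is invariant under $\langle u\rangle^\perp$. The term indexed by $u$ is thus $L_{\langle u\rangle}$-invariant, and taking real parts we obtain
\begin{equation}\label{eq:signed}
Q=\sum_JF_J,\qquad F_J\text{ real and }L_J\text{-invariant}.
\end{equation}
The whole problem is to pass from a nonnegative sum to a sum of nonnegative terms.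

\subsection{The groups $\mathbb Z/p$ and $\mathbb Z/4$}

For $G=\mathbb Z/p$ the subgroups are $0$ and $G$, and \eqref{eq:signed} reads $Q(x,\chi)=F_0(x)+F_1(\chi)$. Suppose $Q\ge0$ and let $c=\min_xF_0(x)$. Then $F_0-c\ge0$, and $F_1(\chi)+c=\min_xQ(x,\chi)\ge0$. So $Q=(F_0-c)+(F_1+c)$ is the required decomposition. Positivity of the operator $A$ was not used; it is a consequence.

For $G=\mathbb Z/4$ write $x=x_0+2x_1$ and $\chi(x)=i^{\xi x}$ with $\xi=\xi_0+2\xi_1$, all digits in $\{0,1\}$. The middle subgroup $J_1=\{0,2\}$ has annihilator $\{\xi\in\{0,2\}\}$, so an $L_{J_1}$-invariant function depends on $(x_0,\xi_0)$ only, and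
\[
Q=F_0(x_1,x_0)+F_1(x_0,\xi_0)+F_2(\xi_0,\xi_1).
\]
The digit $x_1$ occurs only in $F_0$. Put $c(x_0)=\min_{x_1}F_0(x_1,x_0)$. Then $P_0=F_0-c\ge0$, the function $c$ can be absorbed in $F_1'=F_1+c$, and $F_1'+F_2=\min_{x_1}Q\ge0$. Now $x_0$ occurs only in $F_1'$. Put $c'(\xi_0)=\min_{x_0}F_1'(x_0,\xi_0)$; then $P_1=F_1'-c'\ge0$ and $P_2=F_2+c'=\min_{x_0,x_1}Q\ge0$. The digits lie along a path (Figure~\ref{fig:graphs}, left), and we remove them from one end.

\begin{figure}[ht]
\centering
\begin{tikzpicture}[v/.style={circle,draw,minimum size=7mm,inner sep=0pt}]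
\node[v] (x1) at (0,0) {$x_1$};
\node[v] (x0) at (1.7,0) {$x_0$};
\node[v] (y0) at (3.4,0) {$\xi_0$};
\node[v] (y1) at (5.1,0) {$\xi_1$};
\draw (x1)--node[above]{$0$}(x0);
\draw (x0)--node[above]{$J_1$}(y0);
\draw (y0)--node[above]{$G$}(y1);
\node[v] (a) at (7.5,0.9) {$a$};
\node[v] (b) at (9.3,0.9) {$b$};
\node[v] (al) at (9.3,-0.9) {$\alpha$};
\node[v] (be) at (7.5,-0.9) {$\beta$};
\draw (a)--node[above]{$0$}(b);
\draw (b)--node[right]{$\Gamma_1$}(al);
\draw (al)--node[below]{$\Gamma$}(be);
\draw (be)--node[left]{$\Gamma_2$}(a);
\end{tikzpicture}
\caption{Vertices are coordinates on phase space. An edge labeled by a subgroup $J$ joins the two coordinates on which a function invariant under $J\times J^\perp$ may depend. Left: $G=\mathbb Z/4$ with position $x_0+2x_1$, frequency $\xi_0+2\xi_1$ and $J_1=\{0,2\}$; the chain of subgroups gives a path. Right: $\Gamma=\Gamma_1\oplus\Gamma_2=\mathbb Z/p\oplus\mathbb Z/q$ with position $(a,b)$ and frequency $(\alpha,\beta)$; the subgroups $0,\Gamma_1,\Gamma,\Gamma_2$ give a cycle. The additional subgroups that exist when $p=q$ are not drawn.}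
\label{fig:graphs}
\end{figure}

\subsection{The group $\mathbb Z/2\times\mathbb Z/2$}\label{sec:klein}

Let $\Gamma=\mathbb Z/2\oplus\mathbb Z/2$, with points $(a,b)$ and characters $(-1)^{\alpha a+\beta b}$. The subgroups are $0$, $\Gamma_1=\mathbb Z/2\oplus0$, $\Gamma$, $\Gamma_2=0\oplus\mathbb Z/2$ and the diagonal $D=\{(0,0),(1,1)\}$. Functions invariant under the corresponding $L_J$ depend on
\[
(a,b),\qquad(b,\alpha),\qquad(\alpha,\beta),\qquad(a,\beta),\qquad(a+b,\alpha+\beta)
\]
respectively. The first four pairs form a cycle (Figure~\ref{fig:graphs}, right). Elimination has no place to start: $a$ occurs in the terms depending on $(a,b)$ and on $(a,\beta)$, and minimizing their sum over $a$ produces a function of $(b,\beta)$, which is not among the allowed pairs. The obstruction is real. Consider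
\begin{equation}\label{eq:h}
h=(-1)^{a+b}+(-1)^{b+\alpha}+(-1)^{\alpha+\beta}-(-1)^{\beta+a},\qquad r=(-1)^{a+b+\alpha+\beta}.
\end{equation}
Each of the four terms of $h$ is $+1$ when the corresponding one of the relations $a=b$, $b=\alpha$, $\alpha=\beta$, $\beta\neq a$ holds. These four relations are incompatible. In fact
\[
h=(-1)^a\big((-1)^b-(-1)^\beta\big)+(-1)^\alpha\big((-1)^b+(-1)^\beta\big)=\pm2
\]
at every point, because one bracket vanishes and the other is $\pm2$.

Let $Z\delta_a=(-1)^a\delta_a$ and $X\delta_a=\delta_{a+1}$ on $\ell^2(\mathbb Z/2)$, so that $X^2=Z^2=I$, $XZ=-ZX$, and $X$ multiplies the character $(-1)^{\alpha a}$ by $(-1)^\alpha$. By \eqref{eq:KDfinite}, the operator $Z^jX^k\otimes Z^lX^m$ on $\ell^2(\Gamma)$ has distribution $(-1)^{ja+k\alpha+lb+m\beta}$. Hence $h=\operatorname{KD}_T$ and $r=\operatorname{KD}_R$ with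
\[
T=Z\otimes(Z-X)+X\otimes(Z+X),\qquad R=ZX\otimes ZX .
\]
From $(Z\pm X)^2=2I$ and $(Z-X)(Z+X)=2ZX=-(Z+X)(Z-X)$ we get $T^2=4I+4R$. The operator $R$ is self-adjoint with $R^2=I$ and $\operatorname{Tr}R=0$, so $T^2$ has eigenvalues $8,8,0,0$; since $\operatorname{Tr}T=0$, the eigenvalues of $T$ are $\pm2\sqrt2,0,0$. For $\lambda\ge0$ put $\rho_\lambda=\frac14(I-\lambda T)$, a self-adjoint operator of trace $1$ with distribution $\frac14(1-\lambda h)$. Then
\[
\operatorname{KD}_{\rho_\lambda}\ge0\iff\lambda\le\tfrac12,\qquad\qquad\rho_\lambda\ge0\iff\lambda\le\tfrac1{2\sqrt2}.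
\]
The operator $\rho_{1/2}$ shows that Theorem~\ref{thm:structure}(i) fails for $\Gamma$.

To see that \eqref{eq:star} fails we test against $w=1+h+r$. Here $\langle w,F\rangle=\frac14\sum_\Omega wF$ and cosets have four points, so $\langle w,\mathbf 1_c\rangle$ is the mean of $w$ over $c$. The six terms of $w$ are, up to sign, distinct characters of $\Omega\cong(\mathbb Z/2)^4$, and a character has mean $0$ over a coset of $L_J$ unless it is trivial on $L_J$. For $J=0,\Gamma_1,\Gamma,\Gamma_2$ only the constant and the term of $h$ belonging to that edge survive, and the mean is $1\pm1\ge0$. On $L_D=\{(a,a,\alpha,\alpha)\}$ the trivial characters are $1$, $(-1)^{a+b}$, $(-1)^{\alpha+\beta}$ and $r$, and the mean is $(1+(-1)^{a+b})(1+(-1)^{\alpha+\beta})\ge0$. Without $r$ this last mean would take the value $-1$; the term $r$ repairs the diagonal subgroup and is invisible to the other four. So $\langle w,\operatorname{KD}_\rho\rangle\ge0$ for every mixture $\rho$ of coset states. On the other hand, orthogonality of characters and $h^2=4$ give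
\[
\langle w,\operatorname{KD}_{\rho_\lambda}\rangle=\tfrac1{16}\,(16-64\lambda)=1-4\lambda .
\]
For $\frac14<\lambda\le\frac1{2\sqrt2}$, for instance $\lambda=\frac13$, the operator $\rho_\lambda$ is a KD-positive state outside the convex hull of the pure KD-positive states.

\section{Fourier support and averaging}\label{sec:support}

From now on $G$ is an arbitrary SCLCA group with $\mathcal J\neq\emptyset$. This section does not use total ordering. It provides the substitute for \eqref{eq:signed} and a way to cut the problem down to finitely many subgroups.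

In an infinite group the jump $u$ may generate a subgroup whose closure is neither compact nor open, so the term-by-term argument for \eqref{eq:signed} is not available. On the Fourier side, invariance under $L_J$ means support in $J^\perp\times J$, and the right statement is about the support of $UQ$.

\begin{lemma}\label{lem:support}
Let $A$ be a self-adjoint HS operator with $Q=\operatorname{KD}_A$ real almost everywhere. Then $UQ$ vanishes almost everywhere outside the open set $\bigcup_{J\in\mathcal J}J^\perp\times J$.
\end{lemma}

\begin{proof}
Let $g=UQ$. By Lemma~\ref{lem:real}, for almost every $u$ the function $f(\cdot,u)\in L^2(G)$ equals its translate $f(\cdot+u,u)$, whose Fourier transform is $\eta(u)g(\eta,u)$. Hence $g(\eta,u)=\eta(u)g(\eta,u)$ almost everywhere, and $g$ vanishes almost everywhere outside the closed set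
\[
\mathcal S=\{(\eta,u)\in\widehat G\times G:\eta(u)=1\}.
\]
Let $B=\bigcup_JJ\subset G$ and $B'=\bigcup_JJ^\perp\subset\widehat G$; both are open. Fix $J_*\in\mathcal J$. If $\ker\eta$ is open, then $J_*\cap\ker\eta$ belongs to $\mathcal J$ by (F3), and $\eta$ lies in its annihilator, so $\eta\in B'$. For $\eta\notin B'$ the section $\ker\eta$ of $\mathcal S$ is therefore a closed subgroup that is not open, hence null by (F4). By Tonelli's theorem the part of $\mathcal S$ with $\eta\notin B'$ is null. By (F1) the roles of $G$ and $\widehat G$ are symmetric, with $B$ and $B'$ exchanged, so the part of $\mathcal S$ with $u\notin B$ is null as well.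

Let finally $(\eta,u)\in\mathcal S$ with $\eta\in H^\perp$ and $u\in K$ for some $H,K\in\mathcal J$. The closure $C$ of $\langle u\rangle$ lies in $K$, so it is compact, and $\eta=1$ on $C$ by continuity. The subgroup $J=H+C$ is compact and open, contains $u$, and $\eta|_J=1$. So $(\eta,u)\in J^\perp\times J$.
\end{proof}

For a compact open subgroup $M$ of $\Omega$ with normalized Haar measure $m$, and $Q\in L^2(\Omega)$, let
\[
(E_MQ)(\omega)=\int_MQ(\omega-z)\,dm(z)
\]
be the mean of $Q$ over the coset $\omega+M$. It is defined at every point, constant on cosets of $M$, and nonnegative if $Q\ge0$ almost everywhere.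

\begin{lemma}\label{lem:average}
Let $H,K\in\mathcal J$ and $M=H\times K^\perp$.
\begin{itemize}
\item[(a)] $UE_MU^{-1}$ is multiplication by $\mathbf 1_{H^\perp\times K}$. In particular, if $UF$ vanishes almost everywhere outside $J^\perp\times J$, then $F=E_{L_J}F$ almost everywhere.
\item[(b)] If $\rho$ is a state, the HS operator $\rho_M$ with $\operatorname{KD}_{\rho_M}=E_M\operatorname{KD}_\rho$ is a state.
\end{itemize}
\end{lemma}

\begin{proof}
For $Q,Q'\in L^2(\Omega)$, Fubini's theorem, applicable by the Cauchy--Schwarz inequality, gives
\begin{equation}\label{eq:weak}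
\langle Q',E_MQ\rangle=\int_M\langle Q',\tau_zQ\rangle\,dm(z).
\end{equation}
By Lemma~\ref{lem:cov}, $\langle Q',\tau_{(s,\sigma)}Q\rangle=\iint\overline{UQ'}\;UQ\;\overline{\eta(s)\sigma(u)}\,d\eta\,du$. By (F2) and (F1), the mean of $\overline{\eta(s)}$ over $s\in H$ is $\mathbf 1_{H^\perp}(\eta)$ and the mean of $\overline{\sigma(u)}$ over $\sigma\in K^\perp$ is $\mathbf 1_K(u)$. This proves (a).

For (b) take $Q=\operatorname{KD}_\rho$ and let $Q'$ be the distribution of $|\varphi\rangle\langle\varphi|$. Unitarity of $\operatorname{KD}$ and Lemma~\ref{lem:cov} turn \eqref{eq:weak} into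
\[
\langle\varphi,\rho_M\varphi\rangle=\int_M\langle W(z)^*\varphi,\rho\,W(z)^*\varphi\rangle\,dm(z)\ge0 .
\]
So $\rho_M\ge0$. Summing over an orthonormal basis and using Tonelli's theorem gives $\operatorname{Tr}\rho_M=\int_M\operatorname{Tr}\rho\,dm=1$.
\end{proof}

\section{Chains of subgroups}\label{sec:chain}

\subsection{Elimination along a finite chain}

The computation for $\mathbb Z/4$ uses only that the subgroups are nested.

\begin{lemma}\label{lem:elim}
Let $J_0\subset J_1\subset\dots\subset J_m$ be in $\mathcal J$, and let $F_j:\Omega\to\mathbb R$ be $L_{J_j}$-invariant functions with $\sum_{j=0}^mF_j\ge0$ everywhere. Then there are $L_{J_j}$-invariant functions $P_j\ge0$ with $\sum_jP_j=\sum_jF_j$.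
\end{lemma}

\begin{proof}
Induction on $m$; for $m=0$ take $P_0=F_0$. Let $m\ge1$. The variable that only $F_0$ sees is the position modulo $J_0$ inside a coset of $J_1$, so we put
\[
c(z)=\min_{s\in J_1}F_0\big(z+(s,1)\big).
\]
The minimum exists because $F_0$ is invariant under $J_0\times\{1\}$ and $J_1/J_0$ is finite. The function $c$ is invariant under $J_1\times\{1\}$ by construction and under $\{0\}\times J_0^\perp$ because $F_0$ is. The group $J_1\times J_0^\perp$ contains both $L_{J_0}$ and $L_{J_1}$. Hence $P_0=F_0-c\ge0$ is $L_{J_0}$-invariant and $F_1'=F_1+c$ is $L_{J_1}$-invariant. For $j\ge1$ the function $F_j$ is invariant under $J_1\times\{1\}$, since $J_1\subset J_j$. Therefore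
\[
(F_1'+F_2+\dots+F_m)(z)=\min_{s\in J_1}\sum_{j=0}^mF_j\big(z+(s,1)\big)\ge0,
\]
and the induction hypothesis applies to $J_1\subset\dots\subset J_m$ and $F_1',F_2,\dots,F_m$.
\end{proof}

\subsection{Reduction to finite chains}

For the rest of Section~\ref{sec:chain}, $\mathcal J$ is nonempty and totally ordered. By (F3) only finitely many members of $\mathcal J$ lie between two given ones. Fix a member $J^{(0)}$ and number the others by counting steps up or down from it. This writes $\mathcal J=\{J^{(i)}:i\in I\}$ with $I$ an interval of $\mathbb Z$ containing $0$ and $J^{(i)}\subsetneq J^{(i+1)}$; in particular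
\begin{equation}\label{eq:double}
\mu_G(J^{(i+1)})\ge2\,\mu_G(J^{(i)}).
\end{equation}
Let $H_n$ and $K_n$ be the smallest and the largest of the $J^{(i)}$ with $|i|\le n$. Then $H_n$ decreases, $K_n$ increases, and each $J\in\mathcal J$ satisfies $H_n\subset J\subset K_n$ for large $n$.

When $I$ is infinite, as for $\mathbb Q_p$, the elimination may have no first step or no last step, and $Q$ is defined only almost everywhere. Averaging over $M_n=H_n\times K_n^\perp$ removes both difficulties: it preserves $Q\ge0$, produces a locally constant function, and on the Fourier side restricts to the window $H_n^\perp\times K_n$, in which only the subgroups between $H_n$ and $K_n$ are visible.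

\begin{proposition}\label{prop:approx}
Let $A$ be a self-adjoint HS operator with $Q=\operatorname{KD}_A\ge0$ almost everywhere, and let $A_n$ be the HS operator with distribution $Q_n=E_{M_n}Q$. Then $A_n\to A$ in HS norm, and each $A_n$ is an HS-convergent sum $\sum_cp_c\Pi_c$ over countably many cosets $c$, with $p_c\ge0$.
\end{proposition}

\begin{proof}
Let $g=UQ$. By Lemma~\ref{lem:average}(a), $UQ_n=\mathbf 1_{H_n^\perp\times K_n}\,g$.

\emph{Convergence.} The windows $H_n^\perp\times K_n$ increase, and $J^\perp\times J\subset H_n^\perp\times K_n$ as soon as $H_n\subset J\subset K_n$. By Lemma~\ref{lem:support} the union of the windows carries $g$, so $UQ_n\to g$ in $L^2$ by dominated convergence. Since $U$ and $\operatorname{KD}$ are unitary, $A_n\to A$ in HS norm.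

\emph{Support.} Fix $n$. By Lemma~\ref{lem:support}, $UQ_n$ vanishes almost everywhere outside the union over $J\in\mathcal J$ of the sets $(J^\perp\cap H_n^\perp)\times(J\cap K_n)$. By total ordering each $J$ is in one of three positions. If $J\subset H_n$, the set is contained in $H_n^\perp\times H_n$. If $J\supset K_n$, it is contained in $K_n^\perp\times K_n$. If $H_n\subset J\subset K_n$, it equals $J^\perp\times J$. Let $H_n=J_0\subsetneq J_1\subsetneq\dots\subsetneq J_m=K_n$ be the members of $\mathcal J$ between $H_n$ and $K_n$. Then $UQ_n$ is carried by $\bigcup_{j\le m}J_j^\perp\times J_j$.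

\emph{Signed decomposition.} Let $D_j=(J_j^\perp\times J_j)\setminus\bigcup_{i<j}(J_i^\perp\times J_i)$ and $F_j=U^{-1}(\mathbf 1_{D_j}UQ_n)$. Then $Q_n=\sum_jF_j$ almost everywhere, and by Lemma~\ref{lem:average}(a) we may take $F_j$ constant on the cosets of $L_{J_j}$. As $Q_n$ is real, we may replace $F_j$ by its real part. All these functions are constant on the cosets of $M_n\subset L_{J_j}$. These cosets are open and have positive measure, so the identity $\sum_jF_j=Q_n\ge0$ holds everywhere.

\emph{Positive decomposition.} Lemma~\ref{lem:elim} gives $Q_n=\sum_jP_j$ with $P_j\ge0$ invariant under $L_{J_j}$. From $0\le P_j\le Q_n$ we get $P_j\in L^2(\Omega)$. The cosets of $L_{J_j}$ are countably many and their indicators are orthonormal, so $P_j=\sum_{c}P_j(c)\mathbf 1_c$ with convergence in $L^2$. Applying $\operatorname{KD}^{-1}$ gives the stated expansion of $A_n$.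
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:structure}(i)]
An HS limit of positive operators is positive. So each $A_n$ in Proposition~\ref{prop:approx} is positive, and so is $A$.
\end{proof}

\subsection{Passing to the limit}

There are countably many coset states, since $\mathcal J$ is countable and each $L_J$ has countably many cosets. Enumerate them without repetition as $\Pi_i=|e_i\rangle\langle e_i|$. For a KD-positive state $\rho$, Proposition~\ref{prop:approx} provides a sequence of probability vectors indexed by $i$, and the danger in taking a limit is that mass escapes to $i=\infty$. The next lemma shows that escaping mass becomes invisible to any finite-rank projection, which is incompatible with $\operatorname{Tr}\rho=1$.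

\begin{lemma}\label{lem:weak}
For every $\varphi\in L^2(G)$ and $\varepsilon>0$, only finitely many $i$ satisfy $|\langle\varphi,e_i\rangle|>\varepsilon$.
\end{lemma}

\begin{proof}
Since $L^1\cap L^\infty$ is dense in $L^2$ and $\|e_i\|=1$, we may assume $\varphi\in L^1\cap L^\infty$, at the cost of replacing $\varepsilon$ by $\varepsilon/2$. If $e_i$ belongs to a coset of $L_J$, then $|e_i|=\mu_G(J)^{-1/2}\mathbf 1_{s+J}$ for some $s$, so
\[
|\langle\varphi,e_i\rangle|\le\min\big(\|\varphi\|_1\,\mu_G(J)^{-1/2},\ \|\varphi\|_\infty\,\mu_G(J)^{1/2}\big).
\]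
Thus $|\langle\varphi,e_i\rangle|>\varepsilon$ forces $\varepsilon^2\|\varphi\|_\infty^{-2}<\mu_G(J)<\varepsilon^{-2}\|\varphi\|_1^2$, and by \eqref{eq:double} only finitely many $J$ qualify. For a fixed $J$ the vectors $e_i$ are orthonormal by \eqref{eq:orth}, so by Bessel's inequality only finitely many of them qualify.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:structure}(ii)]
Let $\rho\in\mathcal E_+(G)$ and let $\rho_n$ be the operators of Proposition~\ref{prop:approx}. They are states by Lemma~\ref{lem:average}(b), and $\rho_n=\sum_ip_i^{(n)}\Pi_i$ in HS norm with $p_i^{(n)}\ge0$. The difference between $\rho_n$ and a partial sum is an HS limit of positive operators, hence positive, so $\sum_ip_i^{(n)}\le\operatorname{Tr}\rho_n=1$. The series then converges in trace norm, necessarily to $\rho_n$, and taking the trace gives $\sum_ip^{(n)}_i=1$.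

By a diagonal argument pass to a subsequence along which $p_i^{(n)}\to p_i$ for every $i$. Then $p_i\ge0$ and $\sum_ip_i\le1$. Let $\varepsilon>0$. Choose a finite-rank projection $P$ with $\operatorname{Tr}P\rho>1-\varepsilon$, spanned by finitely many eigenvectors of $\rho$. By Lemma~\ref{lem:weak}, applied to an orthonormal basis of the range of $P$, there is $N$ with $\|Pe_i\|^2<\varepsilon$ for $i>N$. Since $P$ is HS, $\operatorname{Tr}P\rho_n\to\operatorname{Tr}P\rho$, so for large $n$
\[
1-\varepsilon<\operatorname{Tr}P\rho_n=\sum_ip_i^{(n)}\|Pe_i\|^2\le\sum_{i\le N}p_i^{(n)}+\varepsilon .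
\]
Hence $\sum_{i>N}p_i^{(n)}<2\varepsilon$ for large $n$. In the limit $\sum_{i\le N}p_i\ge1-2\varepsilon$, which gives $\sum_{i>N}p_i\le2\varepsilon$. It follows that $\limsup_n\sum_i|p_i^{(n)}-p_i|\le4\varepsilon$. As $\varepsilon$ is arbitrary, $p^{(n)}\to p$ in $\ell^1$ and $\sum_ip_i=1$. Then $\rho_n\to\sum_ip_i\Pi_i$ in trace norm, while $\rho_n\to\rho$ in HS norm, so $\rho=\sum_ip_i\Pi_i$.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:structure}(iii)]
A pure state is an extreme point of the set of all states, so every element of $\mathcal E_+^{\mathrm{pure}}(G)$, in particular every coset state, is extreme in $\mathcal E_+(G)$. Conversely let $\rho=\sum_ip_i\Pi_i$ be extreme in $\mathcal E_+(G)$ and choose $k$ with $p_k>0$. If $p_k=1$ then $\rho=\Pi_k$. If $p_k<1$ then $\rho=p_k\Pi_k+(1-p_k)\rho'$ with $\rho'=(1-p_k)^{-1}\sum_{i\ne k}p_i\Pi_i\in\mathcal E_+(G)$, and extremality gives $\rho=\Pi_k$ again. So extreme points, pure KD-positive states and coset states are the same.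
\end{proof}

\begin{proof}[Proof of sufficiency in Theorem~\ref{thm:main}]
The case $\mathcal J=\emptyset$ and the inclusion $\supseteq$ in \eqref{eq:star} were settled in the introduction. If $\mathcal J$ is a nonempty chain and $\rho\in\mathcal E_+(G)$, then $\rho=\sum_ip_i\Pi_i$ is the trace-norm limit of its normalized partial sums, which are finite convex combinations of pure KD-positive states.
\end{proof}

Total ordering entered three times: in the trichotomy that confines the support of $UQ_n$, in the nesting $J_1\subset J_j$ in Lemma~\ref{lem:elim}, and through \eqref{eq:double} in Lemma~\ref{lem:weak}.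

\section{Incomparable subgroups}\label{sec:necessity}

We show that \eqref{eq:star} passes to finite subquotients, that two incomparable members of $\mathcal J$ produce a subquotient $\mathbb Z/p\oplus\mathbb Z/q$, and that \eqref{eq:star} fails for this group.

\subsection{Finite subquotients}

Let $N\subset L$ be in $\mathcal J$ and $\Gamma=L/N$, a finite group with counting measure. Functions on $\Gamma$ are functions on $G$ that are supported in $L$ and constant on cosets of $N$; accordingly let
\[
V:\ell^2(\Gamma)\to L^2(G),\qquad(V\varphi)(x)=\mu_G(N)^{-1/2}\,\mathbf 1_L(x)\,\varphi(x+N),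
\]
which is an isometry. For $\chi\in N^\perp$ let $\bar\chi\in\widehat\Gamma$ be the character induced by $\chi|_L$. We write $\operatorname{KD}^\Gamma$ for the distribution on $\Gamma\times\widehat\Gamma$.

\begin{lemma}\label{lem:subquotient}
\begin{itemize}
\item[(a)] For every operator $A$ on $\ell^2(\Gamma)$,
\[
\operatorname{KD}_{VAV^*}(x,\chi)=\mathbf 1_L(x)\,\mathbf 1_{N^\perp}(\chi)\,\operatorname{KD}^\Gamma_A(x+N,\bar\chi).
\]
\item[(b)] If $\rho\in\mathcal E_+(G)$, then $\operatorname{KD}^\Gamma_{V^*\rho V}\ge0$.
\item[(c)] If \eqref{eq:star} holds for $G$, then it holds for $\Gamma$.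
\end{itemize}
\end{lemma}

\begin{proof}
(a) By (F2), the integral of $\overline\chi$ over a coset $x+N\subset L$ is $\mu_G(N)\overline{\bar\chi(x+N)}$ if $\chi\in N^\perp$ and $0$ otherwise. Summing over the cosets gives $\widehat{V\varphi}(\chi)=\mu_G(N)^{1/2}\mathbf 1_{N^\perp}(\chi)\hat\varphi(\bar\chi)$. Insert this in \eqref{eq:KD} for $|V\psi\rangle\langle V\varphi|$: the powers of $\mu_G(N)$ cancel and $\chi(x)=\bar\chi(x+N)$ on $L\times N^\perp$. The general case follows by linearity.

(b) Fix $(\gamma,\xi)\in\Gamma\times\widehat\Gamma$ and let $A$ be the operator with $\operatorname{KD}^\Gamma_A=\mathbf 1_{\{(\gamma,\xi)\}}$. By unitarity of $\operatorname{KD}^\Gamma$ and of $\operatorname{KD}$,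
\[
|\Gamma|^{-1}\operatorname{KD}^\Gamma_{V^*\rho V}(\gamma,\xi)=\operatorname{Tr}(A^*V^*\rho V)=\operatorname{Tr}\big((VAV^*)^*\rho\big)=\langle\operatorname{KD}_{VAV^*},\operatorname{KD}_\rho\rangle\ge0,
\]
because $\operatorname{KD}_{VAV^*}\ge0$ by (a).

(c) Let $\sigma\in\mathcal E_+(\Gamma)$. By (a), $V\sigma V^*\in\mathcal E_+(G)$, so it is a trace-norm limit of finite convex combinations $\rho_k$ of pure KD-positive states $|\psi\rangle\langle\psi|$. Put $\sigma_k=V^*\rho_kV$; then $\sigma_k\to V^*V\sigma V^*V=\sigma$. By (b), each $|V^*\psi\rangle\langle V^*\psi|$ is zero or a positive multiple of an element of $\mathcal E_+^{\mathrm{pure}}(\Gamma)$. Since $\operatorname{Tr}\sigma_k\to1$, the operators $\sigma_k/\operatorname{Tr}\sigma_k$ are, for large $k$, convex combinations of elements of $\mathcal E_+^{\mathrm{pure}}(\Gamma)$, and they converge to $\sigma$.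
\end{proof}

\begin{proposition}\label{prop:pq}
Let $p,q$ be primes, possibly equal. Then \eqref{eq:star} fails for $\Gamma=\mathbb Z/p\oplus\mathbb Z/q$.
\end{proposition}

\begin{proof}[Proof of necessity in Theorem~\ref{thm:main}, given Proposition~\ref{prop:pq}]
Let $H,K\in\mathcal J$ be incomparable and $N=H\cap K\in\mathcal J$. Then $H/N$ and $K/N$ are nonzero finite subgroups of $(H+K)/N$ with trivial intersection. Choose a subgroup of prime order $p$ in $H/N$ and one of prime order $q$ in $K/N$, and let $L$ be the preimage of their sum. Then $L\in\mathcal J$ by (F3) and $L/N\cong\mathbb Z/p\oplus\mathbb Z/q$. By Proposition~\ref{prop:pq} and Lemma~\ref{lem:subquotient}(c), \eqref{eq:star} fails for $G$.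
\end{proof}

The rest of this section proves Proposition~\ref{prop:pq}.

\subsection{A witness from four incompatible marginals}

Points of $\Omega=\Gamma\times\widehat\Gamma$ are written $(a,b,\alpha,\beta)$ with $a,\alpha\in\mathbb Z/p$ and $b,\beta\in\mathbb Z/q$, where $(\alpha,\beta)$ stands for the character $\chi_{\alpha,\beta}(a,b)=e^{2\pi i(\alpha a/p+\beta b/q)}$. Let $\Gamma_1=\mathbb Z/p\oplus0$ and $\Gamma_2=0\oplus\mathbb Z/q$, with annihilators $\{\alpha=0\}$ and $\{\beta=0\}$. The cosets of $L_0,L_{\Gamma_1},L_\Gamma,L_{\Gamma_2}$ are labeled by $(a,b)$, $(b,\alpha)$, $(\alpha,\beta)$, $(a,\beta)$, the edges of the cycle in Figure~\ref{fig:graphs}; we call them \emph{edge cosets}. If $p\neq q$, the group $\Gamma$ is cyclic of order $pq$ and has no other subgroup. If $p=q$, the other subgroups are the lines $D_t=\{(a,ta)\}$, $t\in\mathbb F_p^\times$, with $D_t^\perp=\{\alpha+t\beta=0\}$, and the cosets of $L_{D_t}$ are labeled by $(k,l)=(b-ta,\ \alpha+t\beta)$.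

For $w:\Omega\to\mathbb R$ and a coset $c$ write $w(c)=\sum_{z\in c}w(z)=|\Gamma|\,\langle w,\mathbf 1_c\rangle$. We look for $w$ with $w(c)\ge0$ for all cosets and $\langle w,\operatorname{KD}_\sigma\rangle<0$ for some KD-positive state $\sigma$. The numbers $w(c)$, for $c$ a coset of $L_J$, form the marginal of the signed measure $w$ on $\Omega/L_J$. By \eqref{eq:signed}, $\langle w,\operatorname{KD}_\sigma\rangle$ depends only on these marginals. If they were also the marginals of a nonnegative measure, the pairing would be nonnegative. So we need nonnegative marginals that no nonnegative measure has, and the relations $a=b$, $b=\alpha$, $\alpha=\beta$, $\beta\ne a$ of Section~\ref{sec:klein}, placed on the cube $\{0,1\}^4\subset\Omega$, provide them.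

\begin{lemma}\label{lem:witness}
There is a function $w:\Omega\to\mathbb R$ such that $w(c)\ge0$ for every coset $c$ of every $L_J$, $J\le\Gamma$, and whose sums over the edge cosets are
\[
m_0(a,b)=\tfrac12\mathbf 1_{E}(a,b),\quad m_1(b,\alpha)=\tfrac12\mathbf 1_{E}(b,\alpha),\quad m_\Gamma(\alpha,\beta)=\tfrac12\mathbf 1_{E}(\alpha,\beta),\quad m_2(a,\beta)=\tfrac12\mathbf 1_{E'}(a,\beta),
\]
where $E=\{(0,0),(1,1)\}$ and $E'=\{(0,1),(1,0)\}$.
\end{lemma}

\begin{proof}
Let $w_0=\frac1{16}(1+h)$ on $\{0,1\}^4$, with $h$ given by \eqref{eq:h} and the exponents read as the integers $0,1$, and let $w_0=0$ off the cube. Fix the two coordinates at the ends of an edge, with values in $\{0,1\}$, and sum over the other two. Each term of $h$ belonging to another edge contains a factor $(-1)^y$ with $y$ a summed coordinate, so it sums to zero. What remains is $\frac14(1+(-1)^{a+b})$ for the edge $(a,b)$, the same expression in $(b,\alpha)$ and in $(\alpha,\beta)$ for the next two edges, and $\frac14(1-(-1)^{a+\beta})$ for the edge $(a,\beta)$. If a label is not in $\{0,1\}^2$ the coset misses the cube. These are the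 functions $m_0,m_1,m_\Gamma,m_2$. For $p\ne q$ take $w=w_0$.

Let $p=q$. The sums $r_t(k,l)$ of $w_0$ over the cosets of $L_{D_t}$ may be negative, and we correct them one line at a time. A fiber $\{b-ta=k\}$ is a union of cosets of $L_0$ and a fiber $\{\alpha+t\beta=l\}$ is a union of cosets of $L_\Gamma$, so the marginals of $r_t$ are already fixed:
\[
\sum_lr_t(k,l)=\nu_t(k):=\sum_{b-ta=k}m_0(a,b),\qquad\sum_kr_t(k,l)=\nu'_t(l):=\sum_{\alpha+t\beta=l}m_\Gamma(\alpha,\beta).
\]
Both $\nu_t$ and $\nu_t'$ are probability vectors, so the nonnegative function $\nu_t(k)\nu_t'(l)$ has the same marginals as $r_t$. Hence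
\[
\kappa_t(k,l)=p^{-2}\big(\nu_t(k)\nu'_t(l)-r_t(k,l)\big)
\]
satisfies $\sum_l\kappa_t(k,l)=0$ for all $k$ and $\sum_k\kappa_t(k,l)=0$ for all $l$. Put $w=w_0+\sum_{t\in\mathbb F_p^\times}\kappa_t(b-ta,\alpha+t\beta)$. The coset sums of the term indexed by $t$ are as follows.
\begin{itemize}
\item On a coset of $L_0$, $k$ is fixed and $l$ takes each value $p$ times; on a coset of $L_\Gamma$ the roles are exchanged. The sum is $0$.
\item On a coset of $L_{\Gamma_1}$, $(b,\alpha)$ is fixed and $(a,\beta)\mapsto(b-ta,\alpha+t\beta)$ is a bijection of $\mathbb F_p^2$ since $t\ne0$. On a coset of $L_{\Gamma_2}$, $(a,\beta)$ is fixed and $(b,\alpha)\mapsto(k,l)$ is a bijection. The sum is $\sum_{k,l}\kappa_t(k,l)=0$.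
\item On the coset of $L_{D_{t'}}$ with label $(k',l')$, $t'\neq t$, we have $b=k'+t'a$ and $\alpha=l'-t'\beta$, so $k=k'+(t'-t)a$ and $l=l'+(t-t')\beta$. This is again a bijection $(a,\beta)\mapsto(k,l)$, and the sum is $0$.
\item On the coset of $L_{D_t}$ with label $(k,l)$ the term is constant on $p^2$ points, and the sum is $p^2\kappa_t(k,l)$.
\end{itemize}
So $w$ has the same sums as $w_0$ over edge cosets, and its sums over the cosets of $L_{D_t}$ are $r_t+p^2\kappa_t=\nu_t(k)\nu'_t(l)\ge0$.
\end{proof}

For $p=q=2$ one finds $r_1=\frac14(1+(-1)^k+(-1)^l)$ and $\nu_1=\nu_1'=\delta_0$, so $\kappa_1=\frac1{16}(-1)^{k+l}$ and $16w=1+h+r$ is the function used in Section~\ref{sec:klein}.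

\subsection{A state detected by the witness}

It remains to find a KD-positive state on which $w$ is negative. We start from an operator on which $w$ vanishes and which satisfies both positivity conditions strictly, and then move a little in the direction $-w$. Let $\mathcal Z$ be the set of edge cosets $c$ with $w(c)=0$, that is, those whose label is outside the support of $m_0$, $m_1$, $m_\Gamma$ or $m_2$ respectively, and let $\rho_{\mathcal Z}=\sum_{c\in\mathcal Z}\Pi_c$. For $p=q=2$ its distribution is $2-h/2$, so that $\rho_{\mathcal Z}=8\rho_{1/4}$ in the notation of Section~\ref{sec:klein}.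

\begin{lemma}\label{lem:interior}
$\operatorname{KD}_{\rho_{\mathcal Z}}\ge1$ everywhere, and $\rho_{\mathcal Z}$ is positive definite.
\end{lemma}

\begin{proof}
The distribution $\sum_{c\in\mathcal Z}\mathbf 1_c$ counts the cosets in $\mathcal Z$ through a point. If a point lies in none, then $(a,b)$, $(b,\alpha)$, $(\alpha,\beta)$ belong to $E$, so the four coordinates are all $0$ or all $1$, while $(a,\beta)\in E'$. This is impossible.

Suppose $\langle\psi,\rho_{\mathcal Z}\psi\rangle=0$. Then $\Pi_c\psi=0$ for all $c\in\mathcal Z$. The cosets of $L_0$ correspond to the vectors $\delta_{(a,b)}$, so $\psi$ vanishes outside $E$ and $\psi=c_0\delta_{(0,0)}+c_1\delta_{(1,1)}$. The coset of $L_{\Gamma_1}$ with label $(b,\alpha)$ corresponds to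
\[
e_{b,\alpha}=W\big((0,b),\chi_{\alpha,0}\big)\psi_{\Gamma_1}=p^{-1/2}\sum_ae^{2\pi i\alpha a/p}\,\delta_{(a,b)} .
\]
The labels $(0,1)$ and $(1,0)$ are outside $E$, so these two cosets are in $\mathcal Z$, and $\langle e_{0,1},\psi\rangle=p^{-1/2}c_0$, $\langle e_{1,0},\psi\rangle=p^{-1/2}c_1$. Hence $c_0=c_1=0$.
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:pq}]
The function $w$ need not be the distribution of a self-adjoint operator, so we replace it by its orthogonal projection $\tilde w$ onto the real span of the indicators $\mathbf 1_c$, where $c$ runs over the cosets of all $L_J$, $J\le\Gamma$. The operator $\mathcal W$ with $\operatorname{KD}_{\mathcal W}=\tilde w$ is a real combination of coset states, hence self-adjoint. For every coset, $\langle\tilde w,\mathbf 1_c\rangle=\langle w,\mathbf 1_c\rangle=|\Gamma|^{-1}w(c)\ge0$. Some $w(c)$ equals $\frac12$, so $\tilde w\ne0$. By Lemma~\ref{lem:pure} and continuity,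
\[
\langle\tilde w,\operatorname{KD}_\rho\rangle\ge0\qquad\text{for all }\rho\in\overline{\operatorname{conv}}\,\mathcal E_+^{\mathrm{pure}}(\Gamma).
\]
By Lemma~\ref{lem:interior}, for small $\delta>0$ the operator $A_\delta=\rho_{\mathcal Z}-\delta\mathcal W$ is positive definite and $\operatorname{KD}_{A_\delta}\ge1-\delta\|\tilde w\|_\infty\ge0$. So $\sigma=A_\delta/\operatorname{Tr}A_\delta$ belongs to $\mathcal E_+(\Gamma)$. But
\[
\langle\tilde w,\operatorname{KD}_{A_\delta}\rangle=\sum_{c\in\mathcal Z}|\Gamma|^{-1}w(c)-\delta\|\tilde w\|^2=-\delta\|\tilde w\|^2<0,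
\]
so $\sigma\notin\overline{\operatorname{conv}}\,\mathcal E_+^{\mathrm{pure}}(\Gamma)$.
\end{proof}

This completes the proof of Theorem~\ref{thm:main}.

\section{Groups whose compact open subgroups form a chain}\label{sec:groups}

\begin{proof}[Proof of Proposition~\ref{prop:groups}]
By (K1), $\mathcal J\ne\emptyset$ if and only if $G_0$ is compact. So we assume both and determine when $\mathcal J$ is totally ordered.

\emph{Reduction to $B/G_0$.} A member $J$ of $\mathcal J$ is open and closed, so it contains $G_0$, and $G_0$ is also the identity component of $J$. In a compact group the identity component is the intersection of the open subgroups \cite[Theorem~7.8]{HewittRoss}. The open subgroups of $J$ belong to $\mathcal J$, so $\bigcap\mathcal J=G_0$. The set $B=\bigcup\mathcal J$ is an open subgroup, because $\mathcal J$ is stable under sums. Let $\pi:B\to\overline B=B/G_0$ be the quotient map, which is continuous and open. For $J\in\mathcal J$ the image $\pi(J)$ is a compact open subgroup and $\pi^{-1}\pi(J)=J$. Conversely, a compact open subgroup $J'$ of $\overline B$ is covered by finitely many $\pi(J)$,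 hence contained in one; then $\pi^{-1}(J')$ is an open subgroup of that $J$ and belongs to $\mathcal J$. So $\pi$ induces an order isomorphism $\mathcal J(G)\to\mathcal J(\overline B)$, and
\[
\bigcup\mathcal J(\overline B)=\overline B,\qquad\bigcap\mathcal J(\overline B)=0 .
\]

\emph{A chain forces the list.} Suppose $\mathcal J(\overline B)$ is totally ordered. For $H\subset K$ in $\mathcal J(\overline B)$, the subgroups of the finite abelian group $K/H$ are totally ordered by (F3). This group is a direct sum of cyclic groups of prime power order, and two nonzero summands would be incomparable. So $K/H$ is cyclic of prime power order. The prime $p$ is the same for all pairs $H\ne K$, because two such quotients are subquotients of $K''/H''$, where $H''$ is the smaller of the two lower ends and $K''$ the larger of the two upper ends. Consecutive members have index $p$, since $\mathbb Z/p^k$ has a proper nonzero subgroup for $k\ge2$. A minimum of $\mathcal J(\overline B)$, if it exists, is $0$, and a maximum is $\overline B$. There are four cases.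

If both exist, $\overline B$ is cyclic of order $p^k$, $k\ge0$.

If only the minimum exists, $\overline B$ is discrete and is the increasing union of cyclic groups $J_n$ of order $p^n$, with $J_n=pJ_{n+1}$. Choose a generator $g_1$ of $J_1$ and inductively $g_{n+1}\in J_{n+1}$ with $pg_{n+1}=g_n$. Then $g_n$ has order $p^n$ and generates $J_n$, and $g_n\mapsto p^{-n}+\mathbb Z$ defines an isomorphism onto $\mathbb Z(p^\infty)$.

If only the maximum exists, $\overline B$ is compact, with members $\overline B=J_0\supset J_{-1}\supset\cdots$ of trivial intersection and $\overline B/J_{-n}$ cyclic of order $p^n$. The map $\overline B\to\varprojlim\overline B/J_{-n}$ is continuous and injective with dense image, hence a topological isomorphism by compactness. Under a surjection $\mathbb Z/p^{n+1}\to\mathbb Z/p^n$ with $n\ge1$ every lift of a generator is a generator, so we can choose compatible generators, and the limit is $\varprojlim\mathbb Z/p^n=\mathbb Z_p$.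

If neither exists, the members are $J_i\subset J_{i+1}$, $i\in\mathbb Z$, and the previous case applied to $J_i$ gives $J_i\cong\mathbb Z_p$. A subgroup of index $p$ in $J_{i+1}$ contains $pJ_{i+1}$, which has index $p$; so $J_i=pJ_{i+1}$, and multiplication by $p$ is a bijection $J_{i+1}\to J_i$. Fix a topological isomorphism $\phi_0:J_0\to\mathbb Z_p$ and put $\phi(x)=p^{-i}\phi_0(p^ix)$ for $x\in J_i$, $i\ge0$. This does not depend on $i$, since $\phi_0(p^{i+1}x)=p\,\phi_0(p^ix)$, and it maps $J_i$ isomorphically onto $p^{-i}\mathbb Z_p$. So $\phi:\overline B\to\mathbb Q_p$ is a group isomorphism that restricts to a homeomorphism between the open subgroups $J_0$ and $\mathbb Z_p$, hence a topological isomorphism.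

\emph{The list consists of chains.} In the discrete groups $0$, $\mathbb Z/p^k$ and $\mathbb Z(p^\infty)$ the compact open subgroups are the finite subgroups. A finite subgroup of $\mathbb Z(p^\infty)$ is killed by some $p^n$, so it lies in $p^{-n}\mathbb Z/\mathbb Z\cong\mathbb Z/p^n$, which has exactly one subgroup of each order $p^j$, $j\le n$, and these are nested. A compact open subgroup $J$ of $\mathbb Q_p$ is closed, hence a $\mathbb Z_p$-submodule because $\mathbb Z$ is dense in $\mathbb Z_p$; if $x\in J$ has maximal absolute value then $J=x\mathbb Z_p=p^n\mathbb Z_p$ for some $n\in\mathbb Z$. The compact open subgroups of $\mathbb Z_p$ are those with $n\ge0$. All these families are totally ordered.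
\end{proof}

\begin{thebibliography}{9}

\bibitem{HewittRoss}
Hewitt and Ross, \emph{Abstract Harmonic Analysis I}.

\bibitem{Spriet}
Mat\'eo Spriet, \emph{Characterizing the Kirkwood-Dirac positivity on second countable LCA groups}, arXiv:2507.23628 (2025).

\end{thebibliography}
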